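\title{Complete wetting near the critical point in the three-dimensional semi-infinite Ising model}

\begin{abstract}
We consider the nearest-neighbor Ising model with coupling $J>0$ on a half-space of $\mathbb{Z}^3$, with a wall that attracts the $+$ phase with strength $K\ge 0$. For each inverse temperature $\beta>\beta_c$ there is a threshold $K_w(\beta)$ above which the wall is completely wet. We prove that $K_w(\beta)\le J\,m^*(\beta)$, where $m^*$ is the bulk spontaneous magnetization. Since $m^*(\beta)\to0$ as $\beta\downarrow\beta_c$, every wall with $0<K<J$ is completely wet for all $\beta>\beta_c$ close to $\beta_c$, which answers a question posed by Miracle-Sole. The proof rests on a comparison inequality: a wall together with the first $N$ layers above it is at most as effective as a bare wall whose strength is $J$ times the magnetization of layer $N$. We also give a positive lower bound on $K_w(\beta)$ and show that the constant $J$ in the upper bound is optimal.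
\end{abstract}

\section{The wetting problem and the results}\label{sec:intro}

\subsection{The model}

Let $\mathbb{L}=\{i=(i_1,i_2,i_3)\in\mathbb{Z}^3: i_3\ge1\}$. The plane $i_3=0$ is a wall (the substrate), and the set of sites with $i_3=n$ is called layer $n$. Fix a coupling constant $J>0$ and a wall interaction $K\ge0$. For a finite set $\Lambda\subset\mathbb{L}$ and a boundary condition $\eta\in\{+1,-1\}$, consider configurations $\sigma\in\{\pm1\}^{\mathbb{L}}$ with $\sigma_j=\eta$ for all $j\in\mathbb{L}\setminus\Lambda$, with energy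
\[
H^{\eta}_{\Lambda,K}(\sigma)=-J\sum_{\langle i,j\rangle}\sigma_i\sigma_j-K\sum_{i\in\Lambda,\ i_3=1}\sigma_i .
\]
The first sum runs over unordered nearest-neighbor pairs $\{i,j\}\subset\mathbb{L}$ with at least one site in $\Lambda$, each pair counted once. At inverse temperature $\beta$ we write $Z^{\eta}_{\Lambda,K}=\sum_\sigma e^{-\beta H^{\eta}_{\Lambda,K}(\sigma)}$ for the partition function and $\langle\cdot\rangle^{\eta}_{\Lambda,K}$ for the Gibbs expectation. Put
\[
S_L=\{-L,\dots,L\}^2,\qquad \Lambda_{L,M}=S_L\times\{1,\dots,M\}.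
\]
All limits $\Lambda\to\mathbb{L}$ are taken along the boxes $\Lambda_{L,M}$ with $L,M\to\infty$. The limits of the Gibbs measures are denoted by $\mu^{+}_K$ and $\mu^{-}_K$.

The wall prefers $+$ spins, so it costs more free energy to place it in contact with the $-$ phase than with the $+$ phase. The extra cost per unit area, which is the difference of the wall free energies in the two phases, is
\begin{equation}\label{eq:deltatau}
\Delta\tau(\beta,K)=\lim_{L,M\to\infty}\frac{1}{\beta|S_L|}\ln\frac{Z^{+}_{\Lambda_{L,M},K}}{Z^{-}_{\Lambda_{L,M},K}} .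
\end{equation}
It is to be compared with a quantity of the bulk Ising model on $\mathbb{Z}^3$ with coupling $J$, the surface tension of the horizontal $(+,-)$ interface,
\[
\tau^{+-}(\beta)=\lim_{L\to\infty}\lim_{M\to\infty}\frac{1}{\beta|S_L|}\ln\frac{Z^{+}_{L,M}}{Z^{+-}_{L,M}} .
\]
Here $Z^{+}_{L,M}$ and $Z^{+-}_{L,M}$ are the bulk partition functions in $S_L\times\{1-M,\dots,M\}$, the first with $+$ boundary spins, the second with $+$ boundary spins at heights $i_3\le0$ and $-$ boundary spins at heights $i_3\ge1$. Let $\beta_c$ be the critical inverse temperature of the bulk model. We work in the coexistence region $\beta>\beta_c$. The following four facts are known for $K\ge0$, and we take them as given.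
\begin{itemize}
\item[(F1)] $\Delta\tau(\beta,K)\le\tau^{+-}(\beta)$. One speaks of \emph{partial wetting} if the inequality is strict and of \emph{complete wetting} if equality holds.
\item[(F2)] $K\mapsto\Delta\tau(\beta,K)$ is nondecreasing, concave and continuous on $[0,\infty)$, and $\Delta\tau(\beta,K)=\tau^{+-}(\beta)$ for $K\ge J$. Set $K_w(\beta)=\min\{K\ge0:\Delta\tau(\beta,K)=\tau^{+-}(\beta)\}$.
\item[(F3)] Complete wetting, that is $K\ge K_w(\beta)$, is equivalent to $\mu^+_K=\mu^-_K$, and so to uniqueness of the Gibbs state of the semi-infinite model.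
\item[(F4)] There is a constant $c_2$ such that wetting is partial whenever $K<J$ and $\beta(J-K)\ge c_2$.
\end{itemize}
Fact (F1) expresses that the system with $-$ boundary condition can always cover the wall by a film of the $+$ phase and pay for one interface between the film and the $-$ phase above it. Complete wetting means that nothing is cheaper.

\subsection{The question}

At $K=0$ a global spin flip gives $Z^+_{\Lambda,0}=Z^-_{\Lambda,0}$, so $\Delta\tau(\beta,0)=0$. At $K\ge J$ wetting is complete by (F2). The value $J$ is explained by the ground states. With $+$ boundary condition the constant configuration $+$ minimizes every term of the energy. With $-$ boundary condition, each column $\{s\}\times\{1,\dots,M+1\}$ ends in a $-$ spin, so either $\sigma_{(s,1)}=-1$, at cost $2K$, or a vertical bond of the column is broken, at cost $2J$. The excess energy is therefore at least $2\min(K,J)|S_L|$. The constant configuration $-$ costs $2K|S_L|$, and the configuration that is $+$ exactly on $S_L\times\{1\}$ costs $2J|S_L|+8J(2L+1)$. Thus the excess ground-state energy per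 unit area is $2\min(K,J)$, against $2J$ for a flat interface, and at zero temperature the threshold is $K=J$. Fact (F4) says that this picture persists at low temperature.

A given substrate has a fixed $K$, and the parameter that varies is the temperature. The question posed in \cite{MS} is whether there is complete wetting at higher temperatures. Precisely:

\medskip
\noindent\emph{For every $K$ with $0<K<J$, is there $\beta>\beta_c$ such that $\Delta\tau(\beta,K)=\tau^{+-}(\beta)$?}
\medskip

Both $\Delta\tau$ and $\tau^{+-}$ tend to $0$ as $\beta\downarrow\beta_c$ (this follows from (F1) and Theorems~\ref{thm:main} and \ref{thm:more}(b) below), and the question asks for their exact equality, so an estimate of their sizes cannot settle it. A mean-field argument suggests the answer. A wall with $K=J$ is completely wet. Cut the system with this wall horizontally, high above the wall. The part above the cut sees the part below only through the field $J\rho_s$, where $\rho_s=\pm1$ are the spins just below the cut, and in the $+$ phase the mean of this field is close to $J$ times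 the bulk magnetization. If the random field could be replaced by its mean, a wall with $K=Jm^*$ would do as well as the wall with $K=J$. Since $m^*$ is small near $\beta_c$, one guesses that the answer is yes. We show that the replacement is legitimate as an inequality, in the direction that is needed.

\subsection{Results}

Let $B_R=\{-R,\dots,R\}^3$, let $\langle\cdot\rangle^+_{B_R}$ be the bulk Ising measure in $B_R$ with $+$ boundary condition, and let
\[
m^*(\beta)=\lim_{R\to\infty}\langle\sigma_0\rangle^+_{B_R}=\inf_R\,\langle\sigma_0\rangle^+_{B_R}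
\]
be the spontaneous magnetization. For $K'\ge0$ and $N\ge1$ let $m_N(\beta,K')=\mu^+_{K'}(\sigma_i)$, with $i_3=N$, be the magnetization of layer $N$ in the $+$ state of the semi-infinite model with wall interaction $K'$.

\begin{theorem}\label{thm:main}
For all $\beta>\beta_c$,
\[
K_w(\beta)\le J\,m^*(\beta).
\]
Consequently $K_w(\beta)\to0$ as $\beta\downarrow\beta_c$, and for every $K\in(0,J)$ there is $\beta_0(K)>\beta_c$ with $\Delta\tau(\beta,K)=\tau^{+-}(\beta)$ for all $\beta\in(\beta_c,\beta_0(K))$.
\end{theorem}

So the answer is yes: wetting is complete, and by (F3) the Gibbs state is unique, whenever $Jm^*(\beta)\le K$. Together with (F4), every substrate with $0<K<J$ undergoes a wetting transition: wetting is complete near $\beta_c$ and partial for $\beta\ge c_2/(J-K)$.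

The rigorous form of the mean-field argument is the following comparison.

\begin{theorem}\label{thm:comparison}
For $\beta>\beta_c$, $K'\ge0$ and $N\ge1$,
\[
\Delta\tau(\beta,K')\le\Delta\tau\big(\beta,\,J\,m_N(\beta,K')\big).
\]
\end{theorem}

The same tools give more information on the threshold.

\begin{theorem}\label{thm:more}
For all $\beta>\beta_c$ the following hold.
\begin{itemize}
\item[(a)] With $m_1(\beta,0)$ the surface magnetization of the $+$ state at $K=0$,
\[
0<\frac{\tau^{+-}(\beta)}{2\,m_1(\beta,0)}\le K_w(\beta)\le J\,m^*(\beta)<J .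
\]
So for every $\beta>\beta_c$ there is partial wetting for small $K>0$ and complete wetting for some $K<J$.
\item[(b)] $\tau^{+-}(\beta)\le 2J\,m^*(\beta)\,m_1(\beta,0)$.
\item[(c)] If $K'\ge K_w(\beta)$, then $K_w(\beta)\le J\,m_N(\beta,K')$ for every $N\ge1$. If $0\le K'<K_w(\beta)$, then $J\,m_N(\beta,K')\ge K'$ for every $N\ge1$: in the partial wetting regime the $+$ phase has magnetization at least $K'/J$ at all heights.
\item[(d)] $K_w(\beta)/(Jm^*(\beta))\to1$ as $\beta\to\infty$. Hence $J$ cannot be replaced in Theorem~\ref{thm:main} by $cJ$ with $c<1$, uniformly in $\beta>\beta_c$.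
\end{itemize}
\end{theorem}

Besides (F1)--(F4) and the classical correlation inequalities recalled in Section~\ref{sec:tools}, the proofs use the inequality of Ding, Song and Sun \cite{DSS} for Theorem~\ref{thm:comparison}, the identity $m^*(\beta_c)=0$ \cite{ADCS} for the behavior near $\beta_c$, and the positivity of $\tau^{+-}(\beta)$ for $\beta>\beta_c$ \cite{LP} for the strict lower bound in Theorem~\ref{thm:more}(a).

\section{One spin above the cut}\label{sec:toy}

The mechanism of Theorem~\ref{thm:comparison} is visible when the part above the cut is a single spin $\sigma$. The boundary condition $\eta=\pm1$ acts on it as a field $\eta b$ with $b>0$. If the wall acts on $\sigma$ as a deterministic field $h$, the partition functions are $2\cosh\beta(h+\eta b)$, and the analog of $\beta|S_L|\Delta\tau$ is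
\[
\gamma(h)=\ln\frac{\cosh\beta(h+b)}{\cosh\beta(h-b)} .
\]
This function is odd and increasing, and
\[
\gamma''(h)=\beta^2\big[\cosh^{-2}\beta(h+b)-\cosh^{-2}\beta(h-b)\big]<0\qquad(h>0),
\]
so $\gamma$ is strictly concave on $[0,\infty)$ and strictly convex on $(-\infty,0]$.

Now let $\sigma$ be coupled with strength $J$ to spins $\rho_1,\dots,\rho_n$ below the cut, whose remaining interactions give a weight $w(\rho)\ge0$ that does not depend on $\eta$. Then $Z^\eta=\sum_\rho w(\rho)\,2\cosh\beta(J\sum_s\rho_s+\eta b)$. Let $\langle\cdot\rangle_+$ be the Gibbs expectation for $\eta=+1$ and $m_s=\langle\rho_s\rangle_+$. The analog of Theorem~\ref{thm:comparison} is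
\begin{equation}\label{eq:toy}
\ln\frac{Z^+}{Z^-}\le\gamma\Big(J\sum_s m_s\Big).
\end{equation}

For $n=1$ and $w(\rho)=e^{\beta K'\rho}$ with $K'\ge0$ everything is explicit. Summing over $\rho$ gives $2\cosh\beta(K'+J\sigma)$, which is proportional to $e^{\beta k\sigma}$ with $\tanh\beta k=\tanh\beta J\,\tanh\beta K'$, so the left side of \eqref{eq:toy} equals $\gamma(k)$. The inverse of $\tanh$ is convex on $[0,1)$ and vanishes at $0$, so $\beta k\le\beta J\tanh\beta K'$. Finally $\tanh\beta K'\le m_1$, because summing over $\sigma$ multiplies $w(\rho)$ by $2\cosh\beta(J\rho+b)$, which favors $\rho=+1$. Hence $k\le Jm_1$, and \eqref{eq:toy} holds.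

For general $n$, Jensen's inequality gives
\[
\frac{Z^-}{Z^+}=\big\langle e^{-\gamma(J\sum_s\rho_s)}\big\rangle_+\ge e^{-\langle\gamma(J\sum_s\rho_s)\rangle_+},
\]
and it remains to show $\langle\gamma(J\sum_s\rho_s)\rangle_+\le\gamma(J\sum_sm_s)$. If $\gamma$ were concave, this would be Jensen's inequality again. But the random field takes negative values, where $\gamma$ is convex, and for a general weight the inequality is false. Take $n=3$ and choose $w$ so that $\rho$ is uniform under $\langle\cdot\rangle_+$ on the four configurations $(-,+,+)$, $(+,-,+)$, $(+,+,-)$, $(-,-,-)$. Then $m_s=0$ for all $s$, while $\langle\gamma(J\sum_s\rho_s)\rangle_+=\frac34\gamma(J)-\frac14\gamma(3J)>0=\gamma(0)$ by strict concavity.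

What a ferromagnet with nonnegative fields has in addition is a decomposition $\rho=a+\kappa$, with $a\in\{0,1\}^n$ and with $\kappa$ symmetric in law given $a$; it is constructed in Section~\ref{sec:comparison}. Negative spins occur only in the symmetric part, and symmetric noise can only lower $\gamma$. Indeed, from $2\cosh(x+y)\cosh(x-y)=\cosh2x+\cosh2y$ we get, for $h\ge0$ and $k\in\mathbb{R}$,
\begin{equation}\label{eq:toynoise}
\gamma(h+k)+\gamma(h-k)=\ln\frac{\cosh2\beta(h+b)+\cosh2\beta k}{\cosh2\beta(h-b)+\cosh2\beta k}\le2\gamma(h),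
\end{equation}
because $(P+t)/(Q+t)$ is nonincreasing in $t$ when $P\ge Q>0$, so the middle term is largest at $k=0$. Averaging \eqref{eq:toynoise} with $h=J\sum_sa_s$ and $k=J\sum_s\kappa_s$ gives $E\,\gamma(J\sum_s\rho_s)\le E\,\gamma(J\sum_sa_s)$. The field is now nonnegative with the same mean, since $E\kappa_s=0$, and concavity of $\gamma$ on $[0,\infty)$ yields \eqref{eq:toy}.

In the lattice model $\gamma$ becomes a function $\Gamma$ of one field per column. Inequality \eqref{eq:toynoise} becomes Lemma~\ref{lem:noise}, which needs \cite{DSS}. Concavity becomes the weaker property that all second partial derivatives are nonpositive (Lemma~\ref{lem:hessian}), and this has to be combined with positive association of $a$.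

\section{Correlation inequalities}\label{sec:tools}

Let $(V,E)$ be a finite graph with couplings $J_{e}\ge0$, and let $f\in\mathbb{R}^V$ be a field. The Ising measure $\langle\cdot\rangle_f$ gives $\sigma\in\{\pm1\}^V$ a weight proportional to $\exp\beta[\sum_{uv\in E}J_{uv}\sigma_u\sigma_v+\sum_vf_v\sigma_v]$. Frozen boundary spins are a special case of fields. We write $\sigma_A=\prod_{v\in A}\sigma_v$ and $\langle\sigma_x;\sigma_y\rangle_f=\langle\sigma_x\sigma_y\rangle_f-\langle\sigma_x\rangle_f\langle\sigma_y\rangle_f$.

\medskip\noindent\textbf{Griffiths (GKS) inequalities.} If $f\ge0$, then $\langle\sigma_A\rangle_f\ge0$ and $\langle\sigma_A\sigma_{A'}\rangle_f\ge\langle\sigma_A\rangle_f\langle\sigma_{A'}\rangle_f$. By linearity, $\langle F\rangle_f\ge0$ and $\langle FG\rangle_f\ge\langle F\rangle_f\langle G\rangle_f$ if $F,G$ are linear combinations of the $\sigma_A$ with nonnegative coefficients. By differentiation, $\langle\sigma_A\rangle_f$ is nondecreasing in each coupling.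

\medskip\noindent\textbf{FKG inequality.} A random element of $\{0,1\}^I$ or $\{\pm1\}^I$, or a random subset of $I$, with $I$ finite, is \emph{positively associated} if $\mathrm{Cov}(F,G)\ge0$ for all nondecreasing functions $F,G$; then $\mathrm{Cov}(F,G)\le0$ if $F$ is nondecreasing and $G$ is nonincreasing. A strictly positive law $P$ on the subsets of $I$ is positively associated if
\begin{equation}\label{eq:lattice}
P(A\cup\{x,y\})\,P(A)\ge P(A\cup\{x\})\,P(A\cup\{y\})\qquad\text{for all } A\subset I \text{ and distinct } x,y\notin A .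
\end{equation}
The Ising measure is positively associated for every field $f$, of any sign. Two consequences are used. First, $\partial\langle\sigma_x\rangle_f/\partial f_y=\beta\langle\sigma_x;\sigma_y\rangle_f\ge0$, so magnetizations are nondecreasing in the field. Second, magnetizations with $+$ boundary condition are nonincreasing in the volume: if $i\in\Lambda\subset\Lambda'$, the measure in $\Lambda$ is the measure in $\Lambda'$ conditioned on the increasing event that all spins of $\Lambda'\setminus\Lambda$ are $+$, so $\langle\sigma_i\rangle^+_{\Lambda'}\le\langle\sigma_i\rangle^+_{\Lambda}$.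

\medskip\noindent\textbf{Edwards--Sokal coupling.} Suppose $f\ge0$. Add a ghost vertex $\mathfrak{g}$ with $\sigma_{\mathfrak{g}}=+1$, joined to each $v$ with $f_v>0$ by an edge of coupling $f_v$. Put $p_e=1-e^{-2\beta J_e}$ for the edges $e$ of the enlarged graph, and give a pair $(\sigma,\omega)$, with $\omega_e\in\{0,1\}$, a probability proportional to
\[
\prod_{e=uv}\big[(1-p_e)\mathbf{1}\{\omega_e=0\}+p_e\mathbf{1}\{\omega_e=1\}\mathbf{1}\{\sigma_u=\sigma_v\}\big].
\]
Then $\sigma$ has law $\langle\cdot\rangle_f$. The law of $\omega$ is the random-cluster measure with cluster weight $2$, proportional to $2^{k(\omega)}\prod_ep_e^{\omega_e}(1-p_e)^{1-\omega_e}$, where $k(\omega)$ is the number of clusters, that is, of connected components of the graph of edges with $\omega_e=1$. This measure is positively associated. Given $\omega$, the spins are constant on clusters, the cluster of $\mathfrak{g}$ has spin $+1$, and the other clusters have independent fair signs.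

\begin{theorem}[Ding, Song, Sun \cite{DSS}]\label{thm:DSS}
Let $(V,E)$ be a finite graph with ferromagnetic couplings, $V_0\subset V$ a set of boundary vertices, and $f\in\mathbb{R}^{V\setminus V_0}$ a field of arbitrary signs. Let $\langle\cdot\rangle^\pm_f$ be the Ising measure with all spins of $V_0$ equal to $\pm1$. Then for all $v\in V$,
\[
\langle\sigma_v\rangle^+_f-\langle\sigma_v\rangle^-_f\le\langle\sigma_v\rangle^+_0-\langle\sigma_v\rangle^-_0 .
\]
\end{theorem}

In words, the influence of the boundary on a spin is largest in zero field. We need this only for equal couplings.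

The passage from finite boxes to the half-space is made twice, through the next lemma.

\begin{lemma}\label{lem:volume}
For $K'\ge0$ and $N,r\ge1$ let $m_N^{(r)}(\beta,K')=\langle\sigma_{(0,0,N)}\rangle^+_{\Lambda_{r,N+r},K'}$. Then $m_N^{(r)}\in[0,1]$ and $m_N^{(r)}\downarrow m_N$ as $r\to\infty$. If $L\ge r$ and $M\ge N+r$, then $\langle\sigma_{(s,N)}\rangle^+_{\Lambda_{L,M},K'}\le m_N^{(r)}(\beta,K')$ for all $s\in S_{L-r}$, and $|S_L\setminus S_{L-r}|\le4r(2L+1)$.
\end{lemma}

\begin{proof}
Nonnegativity is the first GKS inequality. The boxes $\Lambda_{r,N+r}$ increase to $\mathbb{L}$, so $m_N^{(r)}$ is nonincreasing in $r$, with limit $m_N$. For $s\in S_{L-r}$ the horizontal translate of $\Lambda_{r,N+r}$ by $s$ lies in $\Lambda_{L,M}$, and monotonicity in the volume gives the bound. Finally $(2L+1)^2-(2L-2r+1)^2=4r(2L+1-r)$.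
\end{proof}

\section{The response to a field on the first layer}\label{sec:Gamma}

After the cut, the upper system feels a field on its first layer that varies from column to column. We therefore extend the ratio in \eqref{eq:deltatau} to inhomogeneous wall fields. Fix $\beta$ and $L\ge1$, and put $S=S_L$ and $U=\Lambda_{L,L}$. For $v\in U$ let $b_v\ge0$ be $J$ times the number of neighbors of $v$ in $\mathbb{L}\setminus U$. For $h\in\mathbb{R}^S$ and $\eta=\pm1$ let
\[
Z^\eta(h)=\sum_{\sigma\in\{\pm1\}^U}\exp\beta\Big[J\sum_{\langle i,j\rangle\subset U}\sigma_i\sigma_j+\eta\sum_{v\in U}b_v\sigma_v+\sum_{s\in S}h_s\sigma_{(s,1)}\Big],\qquad\Gamma(h)=\ln\frac{Z^+(h)}{Z^-(h)},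
\]
and let $\langle\cdot\rangle^\eta_h$ be the corresponding measure. For a constant field $h=K\mathbf{1}$ we have $Z^\eta(K\mathbf{1})=Z^\eta_{U,K}$, so
\begin{equation}\label{eq:GammaLimit}
\Delta\tau(\beta,K)=\lim_{L\to\infty}\frac{\Gamma(K\mathbf{1})}{\beta|S|}.
\end{equation}
A global spin flip gives
\begin{equation}\label{eq:flip}
Z^\eta(-h)=Z^{-\eta}(h),
\end{equation}
so $\Gamma$ is odd and $\Gamma(0)=0$. With $\partial_s=\partial/\partial h_s$, monotonicity in the field gives
\begin{equation}\label{eq:gradient}
\partial_s\Gamma(h)=\beta\big(\langle\sigma_{(s,1)}\rangle^+_h-\langle\sigma_{(s,1)}\rangle^-_h\big)\in[0,2\beta]\qquad(h\in\mathbb{R}^S).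
\end{equation}
In particular $K\mapsto\Delta\tau(\beta,K)$ is Lipschitz with constant $2$ on $[0,\infty)$.

\subsection{Second derivatives in nonnegative fields}

\begin{lemma}\label{lem:hessian}
For all $h\in[0,\infty)^S$ and $s,s'\in S$, $\ \partial_s\partial_{s'}\Gamma(h)\le0$.
\end{lemma}

This is Lebowitz' inequality; we include a proof. Since $\Gamma$ is odd, the inequality is reversed for $h\le0$, so the sign condition on $h$ cannot be dropped.

\begin{proof}
Let $f$ and $f'$ be the total fields in $U$ for $\eta=+1$ and $\eta=-1$. Then $f+f'$ is $2h$ on layer $1$ and $0$ elsewhere, and $f-f'=2b$; both are nonnegative. Differentiating \eqref{eq:gradient}, we see that it suffices to prove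
\begin{equation}\label{eq:lebowitz}
\langle\sigma_x;\sigma_y\rangle_f\le\langle\sigma_x;\sigma_y\rangle_{f'}\qquad(x,y\in U).
\end{equation}
The field $f'$ has no definite sign, so GKS does not apply to it. We take both systems at once and pass to variables in which only $f+f'$ and $f-f'$ appear.

Let $\sigma$ and $\sigma'$ be independent with laws $\langle\cdot\rangle_f$ and $\langle\cdot\rangle_{f'}$. Let $A=\{v\in U:\sigma_v=\sigma'_v\}$, $\varphi_v=\sigma_v\mathbf{1}\{v\in A\}$ and $\psi_v=\sigma_v\mathbf{1}\{v\notin A\}$, so that $\sigma=\varphi+\psi$ and $\sigma'=\varphi-\psi$. For an edge $uv$, the sum $\sigma_u\sigma_v+\sigma'_u\sigma'_v$ equals $2\sigma_u\sigma_v$ if $u,v$ are both in $A$ or both in $A^c=U\setminus A$, and equals $0$ otherwise. For a site $v$, the sum $f_v\sigma_v+f'_v\sigma'_v$ equals $(f_v+f'_v)\sigma_v$ if $v\in A$ and $(f_v-f'_v)\sigma_v$ if $v\notin A$. Hence, given $A$, the fields $\varphi$ and $\psi$ are independent Ising systems with coupling $2J$, on $A$ with field $f+f'$ and on $A^c$ with field $f-f'$, and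
\[
P(A)\propto Y_A(f+f')\,Y_{A^c}(f-f'),\qquad Y_A(u)=\sum_{\xi\in\{\pm1\}^A}\exp\beta\Big[2J\sum_{\langle i,j\rangle\subset A}\xi_i\xi_j+\sum_{v\in A}u_v\xi_v\Big].
\]

\emph{The set $A$ is positively associated.} Fix $u\ge0$, a set $A$ and distinct $x,y\notin A$, and let $\langle\cdot\rangle_A$ be the measure normalized by $Y_A=Y_A(u)$. Let $X_x=\beta(u_x+2J\sum\xi_v)$, the sum over neighbors $v\in A$ of $x$, define $X_y$ in the same way, and let $\lambda=2\beta J$ if $x,y$ are neighbors and $\lambda=0$ otherwise. Summing over the new spins gives $Y_{A\cup\{x\}}/Y_A=2\langle\cosh X_x\rangle_A$ and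
\[
\frac{Y_{A\cup\{x,y\}}}{Y_A}=4\big\langle\cosh\lambda\,\cosh X_x\cosh X_y+\sinh\lambda\,\sinh X_x\sinh X_y\big\rangle_A .
\]
The power series of $\cosh$ and $\sinh$ have nonnegative coefficients and $\xi_v^2=1$, so $\cosh X_x$, $\sinh X_x$, $\cosh X_y$, $\sinh X_y$ are nonnegative combinations of products of spins. By GKS the second term has nonnegative expectation and the first has expectation at least $\langle\cosh X_x\rangle_A\langle\cosh X_y\rangle_A$. Therefore
\[
Y_{A\cup\{x,y\}}\,Y_A\ge Y_{A\cup\{x\}}\,Y_{A\cup\{y\}} .
\]
Applied with base set $A^c\setminus\{x,y\}$, this shows that $A\mapsto Y_{A^c}(u)$ satisfies the same inequality. The product $P$ then satisfies \eqref{eq:lattice}.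

\emph{Conclusion.} The function $A\mapsto E[\varphi_x\,|\,A]$ is nondecreasing: it vanishes for $x\notin A$, it is nonnegative by GKS, and for $x\in A\subset A'$ the system on $A$ is obtained from the one on $A'$ by switching off the couplings between $A$ and $A'\setminus A$. For the same reason $E[\psi_y\,|\,A]$ is nondecreasing in $A^c$, hence nonincreasing in $A$. By conditional independence and positive association,
\[
E[\varphi_x\psi_y]=E\big[E[\varphi_x|A]\,E[\psi_y|A]\big]\le E\varphi_x\,E\psi_y ,
\]
for all $x,y$, equal or not. Put $q_x=\langle\sigma_x\rangle_f$ and $q'_x=\langle\sigma_x\rangle_{f'}$, so that $E\varphi_x=(q_x+q'_x)/2$ and $E\psi_x=(q_x-q'_x)/2$. Since $\sigma_x\sigma_y-\sigma'_x\sigma'_y=2(\varphi_x\psi_y+\psi_x\varphi_y)$,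
\[
\langle\sigma_x\sigma_y\rangle_f-\langle\sigma_x\sigma_y\rangle_{f'}\le\tfrac12\big[(q_x+q'_x)(q_y-q'_y)+(q_x-q'_x)(q_y+q'_y)\big]=q_xq_y-q'_xq'_y ,
\]
which is \eqref{eq:lebowitz}.
\end{proof}

\subsection{Symmetric perturbations of the field}

The next lemma is the only place where fields of both signs are handled.

\begin{lemma}\label{lem:noise}
Let $a\in\{0,1\}^S$, $h=Ja$, and let $k\in\mathbb{R}^S$ be arbitrary. Then
\[
\Gamma(h+k)+\Gamma(h-k)\le2\Gamma(h).
\]
\end{lemma}

Theorem~\ref{thm:DSS} concerns magnetizations, while the lemma concerns free energies. To connect them we let the field $h$ be produced by one extra spin. The left side then becomes the effective coupling between this spin and the boundary, and the influence of the boundary on the spin is an increasing function of that coupling once the effective field on the spin has been canceled.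

\begin{proof}
Let $V_0$ be the set of sites of $\mathbb{L}\setminus U$ adjacent to $U$. Consider the graph on $U\cup V_0\cup\{x^*\}$ with the lattice edges inside $U$, the lattice edges between $U$ and $V_0$, and an edge from the new vertex $x^*$ to each $(s,1)$ with $a_s=1$. All couplings equal $J$. Put the field $k_s$ on $(s,1)$ and a field $\zeta$ on $x^*$.

For $\varepsilon,\eta\in\{\pm1\}$ let $W(\varepsilon,\eta)$ be the sum over the spins of $U$ of the Gibbs weights with $\sigma_{x^*}=\varepsilon$ and all spins of $V_0$ equal to $\eta$, leaving out the factor $e^{\beta\zeta\varepsilon}$. Then $W(\varepsilon,\eta)=Z^\eta(k+\varepsilon h)$. A positive function on $\{\pm1\}^2$ can be written uniquely as $W(\varepsilon,\eta)=\exp(\alpha_0+\alpha_1\varepsilon+\alpha_2\eta+\theta\varepsilon\eta)$. By \eqref{eq:flip}, $W(-,-)=Z^+(h-k)$ and $W(-,+)=Z^-(h-k)$, so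
\[
4\theta(k)=\ln\frac{W(+,+)\,W(-,-)}{W(+,-)\,W(-,+)}=\ln\frac{Z^+(h+k)\,Z^+(h-k)}{Z^-(h+k)\,Z^-(h-k)}=\Gamma(h+k)+\Gamma(h-k).
\]
Choose $\zeta=-\alpha_1/\beta$. With boundary condition $\eta$ on $V_0$, the event $\sigma_{x^*}=\varepsilon$ then has probability proportional to $e^{\theta\varepsilon\eta}$, so $\langle\sigma_{x^*}\rangle^+-\langle\sigma_{x^*}\rangle^-=2\tanh\theta(k)$. In zero field, $k=0$ and $\zeta=0$, we have $W(-\varepsilon,-\eta)=W(\varepsilon,\eta)$, hence $\alpha_1=0$, and the same difference equals $2\tanh\theta(0)$. Theorem~\ref{thm:DSS} gives $\theta(k)\le\theta(0)$, and $4\theta(0)=2\Gamma(h)$. The fields $k$ and $\zeta$ have no definite sign, which Theorem~\ref{thm:DSS} allows; the condition $h\ge0$ makes the edges at $x^*$ ferromagnetic.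
\end{proof}

\subsection{Replacing a random field by its mean}

\begin{proposition}\label{prop:meanfield}
Let $(a,\kappa)$ be a random pair with finitely many values such that $a\in\{0,1\}^S$ is positively associated, $\kappa\in\mathbb{R}^S$, and $\kappa$ and $-\kappa$ have the same conditional law given $a$. Let $m=E[a]\in[0,1]^S$. Then
\[
E\,\Gamma\big(J(a+\kappa)\big)\le\Gamma(Jm).
\]
\end{proposition}

\begin{proof}
By conditional symmetry and Lemma~\ref{lem:noise},
\[
E\big[\Gamma(Ja+J\kappa)\,\big|\,a\big]=\tfrac12E\big[\Gamma(Ja+J\kappa)+\Gamma(Ja-J\kappa)\,\big|\,a\big]\le\Gamma(Ja).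
\]
To compare $E\,\Gamma(Ja)$ with $\Gamma(Jm)$, interpolate: let $h^t=J(ta+(1-t)m)$ and $g(t)=E\,\Gamma(h^t)$ for $t\in[0,1]$. Since $E[a_s]=m_s$,
\[
g'(t)=J\sum_{s\in S}E\big[(a_s-m_s)\,\partial_s\Gamma(h^t)\big]=J\sum_{s\in S}\mathrm{Cov}\big(a_s,\partial_s\Gamma(h^t)\big).
\]
The field $h^t$ lies in $[0,\infty)^S$ and is nondecreasing in $a$, and $\partial_s\Gamma$ is nonincreasing in each coordinate on $[0,\infty)^S$ by Lemma~\ref{lem:hessian}. So $\partial_s\Gamma(h^t)$ is a nonincreasing function of $a$, each covariance is nonpositive, and $E\,\Gamma(Ja)=g(1)\le g(0)=\Gamma(Jm)$.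
\end{proof}

\begin{remark}
A symmetric matrix with nonpositive entries need not be negative semidefinite, so Lemma~\ref{lem:hessian} does not give concavity and Jensen's inequality is not available in the second step. Positive association is what replaces it. The function $G(x_1,x_2)=-x_1x_2$ has nonpositive second derivatives, and for $a$ uniform on $\{(1,0),(0,1)\}$, which is not positively associated, $E\,G(a)=0>-\frac14=G(E[a])$.
\end{remark}

\section{Proof of the comparison inequality}\label{sec:comparison}

Fix $\beta>\beta_c$, $K'\ge0$ and $N\ge1$. We prove Theorem~\ref{thm:comparison}, with $S$, $U$ and $\Gamma$ as in Section~\ref{sec:Gamma}.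

\subsection{Cutting above layer $N$}

Shift the box $\Lambda_{L,L+N}$ down by $N$. It becomes $U\cup D$ with $D=S\times\{1-N,\dots,0\}$; the wall field $K'$ acts on layer $1-N$, and the former layer $N$ is now layer $0$. We want the boundary condition to enter only through the upper part $U$. So let $X^\eta$ be the system on $U\cup D$ with nearest-neighbor couplings $J$, wall field $K'$ on layer $1-N$, boundary spins $\eta$ on the top and the sides of $U$, and boundary spins $+$ on the sides of $D$ for both values of $\eta$ (Figure~\ref{fig:cut}). Let $Z_X^\eta$ be its partition function.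

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=0.62]
\draw (0,0) rectangle (9,4);
\draw[fill=gray!15] (0,-2.2) rectangle (9,0);
\draw[very thick] (-1,-2.6) -- (10,-2.6);
\foreach \x in {0.5,1.5,...,8.5} {
  \draw (\x,-0.4) -- (\x,0.4);
  \fill (\x,0.4) circle (0.09);
  \draw[fill=white] (\x,-0.4) circle (0.09);
  \fill (\x,-1.85) circle (0.06);
}
\node at (4.5,2.3) {$U$};
\node at (4.5,-1.15) {$D$};
\node at (4.5,4.45) {$\eta$};
\node at (-0.5,2.3) {$\eta$};
\node at (9.5,2.3) {$\eta$};
\node at (-0.5,-1.15) {$+$};
\node at (9.5,-1.15) {$+$};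
\node[right] at (10.2,0.4) {layer $1$};
\node[right] at (10.2,-0.4) {layer $0$, spins $\rho_s$};
\node[right] at (10.2,-1.85) {layer $1-N$, field $K'$};
\node[right] at (10.2,-2.6) {wall};
\end{tikzpicture}
\caption{Vertical section of the system $X^\eta$. The upper box $U$ has boundary spins $\eta=\pm1$ on its top and sides. The slab $D$ of $N$ layers has boundary spins $+$ on its sides and the wall field $K'$ on its lowest layer. The two parts interact only through the vertical bonds between layers $0$ and $1$.}\label{fig:cut}
\end{figure}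

The modification is negligible per unit area. We have $Z_X^+=Z^+_{\Lambda_{L,L+N},K'}$. The system $X^-$ differs from the one defining $Z^-_{\Lambda_{L,L+N},K'}$ only in the $4N(2L+1)$ bonds that leave $D$ through its sides, each of which changes the energy by at most $2J$, so $|\ln Z_X^--\ln Z^-_{\Lambda_{L,L+N},K'}|\le8\beta JN(2L+1)$. By \eqref{eq:deltatau},
\begin{equation}\label{eq:Xlimit}
\lim_{L\to\infty}\frac{1}{\beta|S|}\ln\frac{Z_X^+}{Z_X^-}=\Delta\tau(\beta,K').
\end{equation}

Let $\rho=(\rho_s)_{s\in S}$ be the spins of layer $0$, and let $H_D(\sigma_D)$ collect the energy terms that involve no spin of $U$; it does not depend on $\eta$. The bond between $(s,0)$ and $(s,1)$ acts on $(s,1)$ as a field $J\rho_s$, so summing first over the spins of $U$ gives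
\[
Z_X^\eta=\sum_{\sigma_D}e^{-\beta H_D(\sigma_D)}\,Z^\eta(J\rho).
\]
Under the Gibbs measure $\langle\cdot\rangle_{X^+}$ of $X^+$ the configuration $\sigma_D$ has probability $e^{-\beta H_D(\sigma_D)}Z^+(J\rho)/Z_X^+$. Therefore $Z_X^-/Z_X^+=\langle e^{-\Gamma(J\rho)}\rangle_{X^+}$, and Jensen's inequality yields
\begin{equation}\label{eq:jensen}
\ln\frac{Z_X^+}{Z_X^-}\le\langle\Gamma(J\rho)\rangle_{X^+} .
\end{equation}
The average is taken in the $+$ system, in which all fields are nonnegative. This makes the next step possible.

\subsection{Decomposition of the spins below the cut}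

In $X^+$ the boundary spins are $+$ and $K'\ge0$, so the total field on $U\cup D$ is nonnegative and the Edwards--Sokal coupling applies; this is where $K'\ge0$ is used. Let $a_s=1$ if $(s,0)$ is in the cluster of $\mathfrak{g}$ and $a_s=0$ otherwise, and let $\kappa_s=(1-a_s)\rho_s$. If $a_s=1$ then $\rho_s=1$, so $\rho=a+\kappa$. Each $a_s$ is a nondecreasing function of $\omega$, so $a$ is positively associated. Given $\omega$, flipping all clusters other than that of $\mathfrak{g}$ preserves the law and maps $\kappa$ to $-\kappa$; since $a$ is a function of $\omega$, the law of $\kappa$ given $a$ is symmetric as well. In particular $E[\kappa_s]=0$ and $E[a_s]=m_s:=\langle\rho_s\rangle_{X^+}$. Proposition~\ref{prop:meanfield} gives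
\begin{equation}\label{eq:stepB}
\langle\Gamma(J\rho)\rangle_{X^+}\le\Gamma(Jm),\qquad m=(m_s)_{s\in S}.
\end{equation}

\subsection{From the magnetization profile to a constant field}

The field $Jm$ depends on $s$ and $L$, while \eqref{eq:GammaLimit} concerns a fixed constant field. Fix $r\ge1$, take $L\ge r$, and write $m^{(r)}=m_N^{(r)}(\beta,K')$. Undoing the shift, $m_s=\langle\sigma_{(s,N)}\rangle^+_{\Lambda_{L,L+N},K'}$, so Lemma~\ref{lem:volume} gives $m_s\le m^{(r)}$ for $s\in S_{L-r}$. Put $m'_s=\max(m_s,m^{(r)})$. Then $m'\ge m$, and $m'$ differs from $m^{(r)}\mathbf{1}$ in at most $4r(2L+1)$ coordinates, by at most $1$ in each. By \eqref{eq:gradient},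
\[
\Gamma(Jm)\le\Gamma(Jm')\le\Gamma(Jm^{(r)}\mathbf{1})+8\beta Jr(2L+1).
\]
Combine this with \eqref{eq:jensen} and \eqref{eq:stepB}, divide by $\beta|S|=\beta(2L+1)^2$ and let $L\to\infty$. By \eqref{eq:Xlimit} and \eqref{eq:GammaLimit},
\[
\Delta\tau(\beta,K')\le\Delta\tau(\beta,Jm^{(r)}).
\]
As $r\to\infty$, $m^{(r)}\downarrow m_N(\beta,K')$, and $\Delta\tau(\beta,\cdot)$ is continuous on $[0,\infty)$. This proves Theorem~\ref{thm:comparison}.

\section{Bounds on the wetting threshold}\label{sec:bounds}

\subsection{The self-consistent bound}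

\begin{proof}[Proof of Theorem~\ref{thm:more}(c)]
Fix $\beta$ and drop it from the notation. If $K'\ge K_w$, then (F2), Theorem~\ref{thm:comparison} and (F1) give
\[
\tau^{+-}=\Delta\tau(K')\le\Delta\tau\big(Jm_N(K')\big)\le\tau^{+-} .
\]
So $\Delta\tau(Jm_N(K'))=\tau^{+-}$, and $K_w\le Jm_N(K')$ by the definition of $K_w$.

For the second statement we note that $\Delta\tau$ is strictly increasing on $[0,K_w]$. Otherwise $\Delta\tau(K_1)=\Delta\tau(K_2)$ for some $K_1<K_2\le K_w$; concavity then gives $\Delta\tau(K)\le\Delta\tau(K_1)$ for all $K\ge K_2$, so $\Delta\tau(K_1)\ge\Delta\tau(K_w)=\tau^{+-}$ with $K_1<K_w$, against (F1) and the minimality of $K_w$. If $K'<K_w$ and $Jm_N(K')<K'$, we would get $\Delta\tau(Jm_N(K'))<\Delta\tau(K')$, which contradicts Theorem~\ref{thm:comparison}.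
\end{proof}

\subsection{The upper bound and the critical region}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
By (F2), $J\ge K_w(\beta)$, so Theorem~\ref{thm:more}(c) with $K'=J$ gives $K_w(\beta)\le Jm_N(\beta,J)$ for all $N$. A wall with interaction $J$ acts exactly as a layer of $+$ spins at height $0$, so $\langle\cdot\rangle^+_{\Lambda,J}$ is the bulk measure in $\Lambda\subset\mathbb{Z}^3$ with $+$ boundary condition. The cube $(0,0,N)+B_{N-1}$ occupies the heights $1,\dots,2N-1$ and lies in $\Lambda_{L,M}$ for large $L,M$. Monotonicity in the volume gives $m_N(\beta,J)\le\langle\sigma_0\rangle^+_{B_{N-1}}$, hence $K_w(\beta)\le J\langle\sigma_0\rangle^+_{B_{N-1}}$ for all $N$. Letting $N\to\infty$ we obtain $K_w(\beta)\le Jm^*(\beta)$.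

For each $R$ the finite-volume magnetization $\langle\sigma_0\rangle^+_{B_R}$ is continuous in $\beta$ and dominates $m^*(\beta)$. So $\limsup_{\beta\downarrow\beta_c}m^*(\beta)$ is at most the value of $\langle\sigma_0\rangle^+_{B_R}$ at $\beta_c$. Taking the infimum over $R$,
\[
\limsup_{\beta\downarrow\beta_c}m^*(\beta)\le m^*(\beta_c)=0,
\]
where the equality is the theorem of Aizenman, Duminil-Copin and Sidoravicius \cite{ADCS} for the nearest-neighbor Ising model on $\mathbb{Z}^3$. Thus $K_w(\beta)\to0$, and for $K\in(0,J)$ there is $\beta_0(K)>\beta_c$ with $Jm^*(\beta)\le K$ on $(\beta_c,\beta_0(K))$. For these $\beta$ we have $K\ge K_w(\beta)$, and $\Delta\tau(\beta,K)=\tau^{+-}(\beta)$ by monotonicity in $K$ and (F1).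
\end{proof}

\subsection{The lower bound and optimality}

A weak wall cannot be completely wet, because $\Delta\tau$ starts from $0$ at $K=0$ and its slope is controlled by the surface magnetization at $K=0$.

\begin{proof}[Proof of Theorem~\ref{thm:more}(a), (b), (d)]
(a) By Lemma~\ref{lem:hessian}, $k\mapsto\partial_s\Gamma(k\mathbf{1})$ is nonincreasing on $[0,\infty)$. At $h=0$ a spin flip gives $\langle\sigma_{(s,1)}\rangle^-_0=-\langle\sigma_{(s,1)}\rangle^+_0$. With $\Gamma(0)=0$ and \eqref{eq:gradient}, for $K\ge0$,
\[
\Gamma(K\mathbf{1})=\int_0^K\sum_{s\in S}\partial_s\Gamma(k\mathbf{1})\,dk\le K\sum_{s\in S}\partial_s\Gamma(0)=2\beta K\sum_{s\in S}\langle\sigma_{(s,1)}\rangle^+_{U,0}.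
\]
For $L\ge r+1$, Lemma~\ref{lem:volume} with $N=1$, $M=L$ and $K'=0$ bounds the last sum by $|S|\,m_1^{(r)}(\beta,0)+4r(2L+1)$. Dividing by $\beta|S|$ and letting $L\to\infty$, then $r\to\infty$, we get
\[
\Delta\tau(\beta,K)\le2K\,m_1(\beta,0).
\]
At $K=K_w(\beta)$ this reads
\begin{equation}\label{eq:lower}
\tau^{+-}(\beta)\le2K_w(\beta)\,m_1(\beta,0).
\end{equation}
Since $\tau^{+-}(\beta)>0$ for $\beta>\beta_c$ \cite{LP}, both $m_1(\beta,0)$ and $K_w(\beta)$ are positive, and the first two inequalities in (a) follow. The third is Theorem~\ref{thm:main}. For the last, $m^*(\beta)\le\langle\sigma_0\rangle^+_{B_0}=\tanh6\beta J<1$.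

(b) Insert $K_w(\beta)\le Jm^*(\beta)$ into \eqref{eq:lower}.

(d) We may assume $c_2>0$ in (F4). For $\beta\ge c_2/J$ with $\beta>\beta_c$, the value $K=J-c_2/\beta$ lies in $[0,J)$ and satisfies $\beta(J-K)=c_2$, so wetting is partial there and $K_w(\beta)\ge J-c_2/\beta$. With $K_w\le Jm^*\le J$,
\[
1-\frac{c_2}{\beta J}\le\frac{K_w(\beta)}{J}\le\frac{K_w(\beta)}{Jm^*(\beta)}\le1 ,
\]
and the left side tends to $1$ as $\beta\to\infty$.
\end{proof}

\begin{remark}[Other dimensions]
The proofs of Theorems~\ref{thm:main} and \ref{thm:comparison} use $d=3$ only through the facts listed in Section~\ref{sec:intro} and through $m^*(\beta_c)=0$; the boundary corrections in Section~\ref{sec:comparison} are of order $L^{d-2}$ against an area of order $L^{d-1}$. In any dimension $d\ge2$ in which the analogs of the listed facts hold, the same argument gives $K_w(\beta)\le J\,m^*(\beta)$.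
\end{remark}

\begin{thebibliography}{9}

\bibitem{ADCS}
M. Aizenman, H. Duminil-Copin, V. Sidoravicius, Commun. Math. Phys. 334 (2015) 719--742.

\bibitem{DSS}
J. Ding, J. Song, R. Sun, \emph{A new correlation inequality for Ising models with external fields}, Probab. Theory Relat. Fields 186 (2023) 477--492.

\bibitem{LP}
J. L. Lebowitz, C.-E. Pfister, Phys. Rev. Lett. 46 (1981) 1031.

\bibitem{MS}
Salvador Miracle-Sole, \emph{Statistical mechanics of interfaces}, arXiv:1206.4230 (2012).

\end{thebibliography}
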